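# Real zeros of rotated quadrature wavefunctions and Gaussian pure states

## 1. The vacuum superposed with one or two quanta

Start with the first three harmonic-oscillator wavefunctions,
$$h_0(x)=\pi^{-1/4}e^{-x^2/2},\qquad h_1(x)=\sqrt2\,x\,h_0(x),\qquad h_2(x)=\frac{2x^2-1}{\sqrt2}\,h_0(x).$$
Rotating phase space by an angle $\theta$ multiplies the coefficient of $h_n$ by $e^{-in\theta}$. So the superposition $c_0|0\rangle+c_1|1\rangle$ with $c_0c_1\ne0$, seen along the direction $\theta$, has the wavefunction
$$\psi_\theta(x)=h_0(x)\big(c_0+\sqrt2\,c_1e^{-i\theta}x\big).$$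
It vanishes exactly when $x=-\frac{c_0}{\sqrt2\,c_1}e^{i\theta}$. This number must be real to count as a zero of a wavefunction of a real variable, and it is real for exactly one $\theta$ modulo $\pi$. So along almost every direction we see no zero at all, but along one axis we see one.

Next take $c_0|0\rangle+c_2|2\rangle$ with $c_0c_2\neq0$, and put $\lambda=\sqrt2\,c_0/c_2$. Then
$$\psi_\theta(x)=\frac{c_2e^{-2i\theta}}{\sqrt2}\,h_0(x)\,\big(2x^2-1+\lambda e^{2i\theta}\big),$$
with roots $\pm x_1$, where $x_1^2=\frac12(1-\lambda e^{2i\theta})$. Choose $\theta$ with $\lambda e^{2i\theta}=-|\lambda|$. Then $x_1^2=\frac12(1+|\lambda|)>0$, and both roots are real. Again some direction shows a zero.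

The vacuum alone never shows one, since $\psi_\theta=c_0h_0$ for every $\theta$. The same holds for a coherent state. From the generating function $\sum_nH_n(x)t^n/n!=e^{2xt-t^2}$ with $t=\beta e^{-i\theta}/\sqrt2$, the state with coefficients $c_n=\beta^n/\sqrt{n!}$ has
$$\psi_\theta(x)=\pi^{-1/4}\exp\!\Big(-\tfrac{x^2}2+\sqrt2\,\beta e^{-i\theta}x-\tfrac12\beta^2e^{-2i\theta}\Big),$$
an exponential, which is never zero. These two states are Gaussian; the first two were not. Does every non-Gaussian pure state show a zero along at least one direction? The question comes from Clara Wassner, Jack Davis, Sacha Cerf, Ulysse Chabaud and Francesco Arzani, "Detecting quantum non-Gaussianity with a single quadrature", arXiv:2507.23005 (2025). Such a zero is known to exist in numerous cases, and it was conjectured to exist for every energy-bounded non-Gaussian pure state. We prove that the conjecture is true. The first example shows that "at least one direction" cannot be improved.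

## 2. Quadratures, the Bargmann function, and the statements

We have one bosonic mode with annihilation operator $\hat a$, number operator $\hat n=\hat a^\dagger\hat a$, quadratures $\hat q=(\hat a+\hat a^\dagger)/\sqrt2$ and $\hat p=(\hat a-\hat a^\dagger)/(i\sqrt2)$, and rotated quadratures $\hat q_\theta=\cos\theta\,\hat q+\sin\theta\,\hat p$. In the position representation,
$$\hat a=\frac{x+\partial_x}{\sqrt2},\qquad \hat a^\dagger=\frac{x-\partial_x}{\sqrt2}.$$
The Fock state $|n\rangle$ has wavefunction $h_n(x)=\pi^{-1/4}(2^nn!)^{-1/2}H_n(x)e^{-x^2/2}$. We write $|\psi\rangle=\sum_nc_n|n\rangle\ne0$.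

**Definition 1 (quadrature wavefunctions).** Since $e^{i\theta\hat n}\hat a e^{-i\theta\hat n}=e^{-i\theta}\hat a$, we get $e^{i\theta\hat n}\hat qe^{-i\theta\hat n}=\hat q_\theta$. So the generalized eigenstates of $\hat q_\theta$ are $|x\rangle_\theta=e^{i\theta\hat n}|x\rangle$, up to a phase that does not affect zeros, and $\psi_\theta(x)={}_\theta\langle x|\psi\rangle$ is
$$\psi_\theta=\sum_{n\ge0}c_ne^{-in\theta}h_n .\tag{1}$$

Because $h_n(-x)=(-1)^nh_n(x)$,
$$\psi_{\theta+\pi}(x)=\psi_\theta(-x).\tag{2}$$

**Definition 2 (energy-bounded, Gaussian).** The state is energy-bounded if $\langle\psi|\hat n|\psi\rangle=\sum_nn|c_n|^2<\infty$. It is Gaussian if $\psi_0(x)=C\exp(-ax^2+bx)$ with $a,b,C\in\mathbb C$ and $\operatorname{Re}a>0$; otherwise it is non-Gaussian.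

For an energy-bounded state each $\psi_\theta$ is continuous (we prove this in Section 4), so it makes sense to ask whether $\psi_\theta(x)=0$ at a point.

**Definition 3 (Bargmann function, stellar rank).** The Bargmann, or stellar, function of $\psi$ is
$$F(z)=\sum_{n\ge0}\frac{c_n}{\sqrt{n!}}z^n .\tag{3}$$
The stellar rank of $\psi$ is the number of zeros of $F$ in $\mathbb C$, with multiplicity, possibly $\infty$.

By Cauchy–Schwarz, $|F(z)|\le\|\psi\|\big(\sum|z|^{2n}/n!\big)^{1/2}$. By Parseval on each circle, together with $\int|z|^{2n}e^{-|z|^2}d^2z/\pi=n!$, we also obtain the norm. So $F$ is entire and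
$$|F(z)|\le\|\psi\|\,e^{|z|^2/2},\qquad \int_{\mathbb C}|F(z)|^2e^{-|z|^2}\frac{d^2z}{\pi}=\|\psi\|^2 .\tag{4}$$
From $\hat a|n\rangle=\sqrt n|n-1\rangle$ and $\hat a^\dagger|n\rangle=\sqrt{n+1}|n+1\rangle$ one reads off that $\hat a$ acts on Bargmann functions as $\frac{d}{dz}$ and $\hat a^\dagger$ as multiplication by $z$. By (1), $\psi_\theta$ is the position wavefunction of the state with Bargmann function $F(e^{-i\theta}z)$.

Some examples. The Fock state $|n\rangle$ has $F=z^n/\sqrt{n!}$ and rank $n$. The state $c_0|0\rangle+c_1|1\rangle$ with $c_1\ne0$ has $F=c_0+c_1z$ and rank $1$. The coherent state above has $F=e^{\beta z}$ and rank $0$. For $\beta>0$, the sum of the coherent states with parameters $\pm\beta$ has $F=2\cosh\beta z$, with zeros $i\pi(m+\frac12)/\beta$, $m\in\mathbb Z$, so its rank is infinite. Its quadrature wavefunctions are a nonvanishing factor times $\cosh(\sqrt2\beta e^{-i\theta}x)$. At $\theta=\pi/2$ this is $\cos(\sqrt2\beta x)$, whose zeros are unbounded in both directions. Theorem 2 says that this is typical of infinite rank.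

**Theorem 1.** If $\langle\psi|\hat n|\psi\rangle<\infty$ and $\psi_\theta(x)\ne0$ for all $\theta,x$, then $\psi$ is Gaussian. Equivalently, every energy-bounded non-Gaussian pure state exhibits a zero on one of its quadratures: there are $\theta\in[0,2\pi)$ and $x\in\mathbb R$ with $\psi_\theta(x)=0$.

**Theorem 2.** Theorem 1 holds under the weaker hypothesis

(J) there is a jointly continuous $f:(\mathbb R/2\pi\mathbb Z)\times\mathbb R\to\mathbb C$ with $f(\theta,\cdot)=\psi_\theta$ a.e. for every $\theta$,

which is satisfied whenever $\langle(\hat n+1)^\sigma\rangle<\infty$ for some $\sigma>1/2$. (Under (J), $\psi_\theta(x)$ means $f(\theta,x)$.) Moreover, under (J), let $Z=\{(\theta,x)\in[0,2\pi)\times\mathbb R:\psi_\theta(x)=0\}$. Then: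

- $Z=\emptyset$ iff $\psi$ is Gaussian (stellar rank $0$);
- $Z$ is nonempty and bounded iff $\psi$ has finite stellar rank $r\ge1$; in that case, for all large $|x|$, the loop $\theta\mapsto\psi_\theta(x)$, $\theta\in[0,2\pi]$, avoids $0$ and has winding number exactly $-r$;
- $Z$ is unbounded iff $\psi$ has infinite stellar rank; in that case $Z$ contains points with $x\to+\infty$ and points with $x\to-\infty$, so it is infinite.

For $|n\rangle$ with $n\ge1$, $\psi_\theta(x)=e^{-in\theta}h_n(x)$. So $Z$ is the product of $[0,2\pi)$ with the zero set of $H_n$, which is bounded, and the winding number at large $|x|$ is $-n$, as the second item says.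

## 3. Textbook facts used below

- **Winding numbers.** A continuous loop in $\mathbb C\setminus\{0\}$ has an integer winding number about $0$. It does not change under continuous deformation through such loops. Winding numbers add under products. A loop $e^{h(\theta)}$ with $h$ continuous and $2\pi$-periodic has winding $0$, and so does a loop inside the right half-plane.
- **Argument principle.** If $g$ is holomorphic near $|w|\le\rho$ and zero-free on $|w|=\rho$, its number of zeros in $|w|<\rho$ is the winding number of $t\mapsto g(\rho e^{it})$.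
- **Hurwitz's theorem.** If holomorphic $g_m\to g$ uniformly near $|z|\le R$ and $g\neq0$ on $|z|=R$, then for large $m$ the functions $g_m$ and $g$ have equally many zeros in $|z|<R$.
- **Hadamard's theorem, finite-zero case.** An entire function of order at most $2$ with finitely many zeros is a polynomial times $e^h$ with $h$ a polynomial of degree at most $2$.
- **Mehler's formula on the diagonal.** For $0\le u<1$,
$$\sum_{n\ge0}u^nh_n(x)^2=\frac{1}{\sqrt{\pi(1-u^2)}}\,e^{-x^2\frac{1-u}{1+u}} .\tag{5}$$
- **Poisson integral.** If $\varphi$ is continuous on the circle with Fourier coefficients $\hat\varphi(n)$, then $\sum_{n\in\mathbb Z}\hat\varphi(n)\rho^{|n|}e^{int}$, $\rho<1$, extends continuously to the closed disc with boundary values $\varphi$.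
- **Factorial bound.** $n!\le e\sqrt n\,(n/e)^n$ for $n\ge1$. Indeed $\log$ is concave, so the trapezoid sum $\log n!-\frac12\log n$ is at most $\int_1^n\log t\,dt=n\log n-n+1$.

## 4. Extension of $\theta\mapsto\psi_\theta(x)$ to the unit disc

Only nonnegative frequencies occur in (1). So for fixed $x$ the loop $\theta\mapsto\psi_\theta(x)$ is the boundary value, in the variable $w=e^{-i\theta}$, of a holomorphic function on the disc. Put
$$G(w,x)=\sum_{n\ge0}c_nw^nh_n(x),\qquad G(e^{-i\theta},x)=\psi_\theta(x).\tag{6}$$
For $c_0|0\rangle+c_1|1\rangle$ this is $G(w,x)=h_0(x)(c_0+\sqrt2c_1xw)$, whose zero $w=-c_0/(\sqrt2c_1x)$ lies in the open disc iff $|x|>|c_0/(\sqrt2c_1)|$. As $|x|$ passes this threshold, the number of zeros in the disc jumps from $0$ to $1$, and at the moment of the jump the zero is on $|w|=1$. A zero on the circle is exactly a zero on a quadrature. This suggests counting zeros in the disc.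

**Lemma 1.** If $\psi$ is energy-bounded, then

$(*)$ $G$ is continuous on $\{|w|\le1\}\times\mathbb R$ (for $|w|<1$ it is the series (6)), holomorphic in $w$ for $|w|<1$ with Taylor coefficients $c_nh_n(x)$, and $G(e^{-i\theta},x)$ is the continuous representative of $\psi_\theta$.

*Proof.* We need the series (6) to converge uniformly up to the boundary. Use $\frac1{n+1}=\int_0^1u^n\,du$ and (5), where the exponential is at most $1$:
$$\sum_{n\ge0}\frac{h_n(x)^2}{n+1}=\int_0^1\sum_nu^nh_n(x)^2\,du\le\frac1{\sqrt\pi}\int_0^1\frac{du}{\sqrt{1-u^2}}=\frac{\sqrt\pi}2 .\tag{7}$$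
By Cauchy–Schwarz, for $|w|\le1$,
$$\sum_{n\ge M}|c_nw^nh_n(x)|\le\Big(\sum_{n\ge M}(n+1)|c_n|^2\Big)^{1/2}\Big(\frac{\sqrt\pi}2\Big)^{1/2}\longrightarrow0\qquad(M\to\infty),$$
uniformly in $w$ and $x$. The partial sums are jointly continuous and polynomial in $w$, so their uniform limit is jointly continuous, and holomorphic in $w$ inside. On $|w|=1$ the series also converges in $L^2(\mathbb R)$ to $\psi_\theta$, so the uniform limit equals $\psi_\theta$ a.e. $\square$

From here to the end of Section 9 we use only $(*)$, never the energy bound itself. That is what will make Theorem 2 cheap.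

## 5. Counting zeros in the disc, and the limit $x\to+\infty$

**Lemma 2.** Assume $(*)$, and let $\psi_\theta(x)\ne0$ for all $\theta$ and all $x$ in an interval $I$. Then for $x\in I$ the number $N(x)$ of zeros of $G(\cdot,x)$ in $|w|<1$ is finite and does not depend on $x$.

*Proof.* Fix $x\in I$. By continuity on the compact disc and $G\neq0$ on $|w|=1$, there is $\rho_0<1$ with $G(w,x)\ne0$ for $\rho_0\le|w|\le1$. So all zeros lie in $|w|<\rho_0$, and a holomorphic function that is not identically zero has finitely many zeros there. For $\rho_0\le\rho<1$, $N(x)$ is the winding number of $t\mapsto G(\rho e^{it},x)$. Letting $\rho\uparrow1$ deforms this loop without hitting $0$, so $N(x)$ is the winding number of $t\mapsto G(e^{it},x)$. By joint continuity, for $x'\in I$ close to $x$ the loops are uniformly close, hence deform into each other without hitting $0$. So $N$ is locally constant on the interval $I$, hence constant. $\square$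

What does the number count? Look at large $x$. With $c_0|0\rangle+c_1|1\rangle$, the zero was at $w=-c_0/(\sqrt2c_1x)$; in the rescaled variable $z=xw$ it stays at $-c_0/(\sqrt2c_1)$, which is $1/\sqrt2$ times the zero of $F$. So set, for $x>0$ and $|z|<x$,
$$F_x(z)=\frac{G(z/x,x)}{h_0(x)}=\sum_{n\ge0}c_n\frac{z^nH_n(x)}{x^n\sqrt{2^nn!}} .\tag{8}$$

**Lemma 3.** Assume $(*)$ and that $\psi_\theta(x)\ne0$ for all $\theta$ and all $x\ge X$, for some $X$. Let $N$ be the constant of Lemma 2 on $[X,\infty)$. Then $F$ has at most $N$ zeros in $\mathbb C$.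

*Proof.* **Step 1: the aim is $F_x(z)\to F(\sqrt2z)$ uniformly on $|z|\le R$, for each $R>0$.** Since $H_n(x)/x^n\to2^n$ as $x\to\infty$, the $n$-th term of (8) tends, uniformly on $|z|\le R$, to $c_n(\sqrt2z)^n/\sqrt{n!}$, the $n$-th term of $F(\sqrt2z)$. We need a bound on the terms that is summable and independent of $x$.

**Step 2: a dominating series.** We have $H_n(x)=\sum_k(-1)^k\frac{n!}{k!(n-2k)!}(2x)^{n-2k}$. Make all signs positive:
$$\tilde H_n(x)=\sum_k\frac{n!}{k!(n-2k)!}(2x)^{n-2k}.$$
For $x>0$ we have $|H_n(x)|\le\tilde H_n(x)$. Also $\tilde H_n(x)/x^n=\sum_k\frac{n!}{k!(n-2k)!}2^{n-2k}x^{-2k}$ is nonincreasing in $x$. Finally $\sum_n\tilde H_n(\rho)t^n/n!=e^{2\rho t+t^2}$. All terms here are nonnegative for $\rho,t>0$, so each is at most the sum. Choosing $t=\sqrt{n/2}$,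
$$\tilde H_n(\rho)\le n!\,(n/2)^{-n/2}\,e^{\rho\sqrt{2n}+n/2}\qquad(n\ge1).$$
Divide by $\sqrt{2^nn!}$ and use the factorial bound in the form $\sqrt{n!}\le e^{1/2}n^{1/4}n^{n/2}e^{-n/2}$:
$$\frac{\tilde H_n(\rho)}{\sqrt{2^nn!}}\le\sqrt{n!}\;n^{-n/2}e^{n/2}e^{\rho\sqrt{2n}}\le e^{1/2}n^{1/4}e^{\rho\sqrt{2n}} .$$
Now take $|z|\le R$ and $x\ge\rho:=2R$. By monotonicity $|H_n(x)|/x^n\le\tilde H_n(2R)/(2R)^n$, so the $n$-th term of (8) is at most
$$|c_n|\,R^n(2R)^{-n}e^{1/2}n^{1/4}e^{2R\sqrt{2n}}=|c_n|\,2^{-n}e^{1/2}n^{1/4}e^{2R\sqrt{2n}} .$$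
The $c_n$ are bounded and $2^{-n}$ beats $e^{2R\sqrt{2n}}$, so this is summable. The Weierstrass $M$-test gives the claim of Step 1.

**Step 3: transfer the zeros.** Since $\psi\neq0$, $F\not\equiv0$. Suppose $F$ had at least $N+1$ zeros. Choose $R$ such that $F(\sqrt2\,\cdot)$ has at least $N+1$ zeros in $|z|<R$ and none on $|z|=R$. By Hurwitz's theorem, for all large $x$ the function $F_x$ has at least $N+1$ zeros in $|z|<R$. So $G(\cdot,x)$ has at least $N+1$ zeros in $|w|<R/x<1$, against Lemma 2. $\square$

Under the hypotheses of Theorem 1, $\psi$ therefore has finite stellar rank. Next we see what its wavefunctions look like.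

## 6. Finite stellar rank: a polynomial times a Gaussian for every $\theta$

**Lemma 4.** Let $\psi$ have finite stellar rank $r$. Then
$$F(z)=P(z)\,e^{sz^2/2+\beta z},\qquad \deg P=r,\quad |s|<1 .\tag{9}$$
With
$$s_\theta=se^{-2i\theta},\quad \beta_\theta=\beta e^{-i\theta},\quad \tau_\theta=\frac{1-s_\theta}{1+s_\theta},\quad b_\theta=\frac{\sqrt2\,\beta_\theta}{1+s_\theta},\quad g_\theta(x)=-\tfrac12\tau_\theta x^2+b_\theta x,\tag{10}$$
the function $\psi_\theta(x)$ is smooth in $(\theta,x)$, Schwartz in $x$, and
$$\psi_\theta(x)=Q_\theta(x)\,e^{g_\theta(x)},\tag{11}$$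
where $Q_\theta$ is a polynomial in $x$ of degree exactly $r$ whose coefficients are smooth and $2\pi$-periodic in $\theta$. Its leading coefficient is $C(\theta)p_re^{-ir\theta}\big(\frac{1+\tau_\theta}{\sqrt2}\big)^r\ne0$. Here $p_r$ is the leading coefficient of $P$, and $C(\theta)$ is smooth, $2\pi$-periodic and never zero. Moreover
$$\omega_\theta:=\operatorname{Re}\tau_\theta=\frac{1-|s|^2}{|1+s_\theta|^2}>0 .\tag{12}$$

*Proof.* **Step 1: the form of $F$.** By (4), $F$ has order at most $2$, and it has $r$ zeros. Hadamard's theorem gives (9), a constant in the exponent being absorbed in $P$. It remains to show $|s|<1$.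

**Step 2: $|s|<1$, from the finite norm.** Rotating $z$ changes $P$ and $\beta$ but not $|s|$ nor the integral in (4), so assume $s=|s|$ and write $z=u+iv$. Then
$$|F|^2e^{-|z|^2}=|P|^2\exp\big((|s|-1)u^2-(|s|+1)v^2+2\operatorname{Re}(\beta z)\big).$$
Suppose $|s|\ge1$. On the set $|v|\le1$, $u\operatorname{Re}\beta\ge0$ (a half-strip, or the whole strip if $\operatorname{Re}\beta=0$) we have $(|s|-1)u^2\ge0$, $-(|s|+1)v^2\ge-(|s|+1)$ and $2\operatorname{Re}(\beta z)\ge-2|\operatorname{Im}\beta|$. So the integrand is at least $c|P(z)|^2$ with $c>0$. Since $|P|$ is bounded below for large $|z|$, this is not integrable on a set of infinite area, contradicting (4). Formula (12) follows from $\tau_\theta=(1-s_\theta)(1+\overline{s_\theta})/|1+s_\theta|^2$.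

**Step 3: smoothness, so that we may differentiate termwise.** Choose $\kappa$ with $|s|<\kappa<1$; then $|F(z)|\le Ce^{\kappa|z|^2/2}$. Cauchy's estimate on $|z|=\sqrt{n/\kappa}$ and the factorial bound give, for $n\ge1$,
$$|c_n|\le C\sqrt{n!}\,e^{n/2}(\kappa/n)^{n/2}\le C'n^{1/4}\kappa^{n/2}.$$
On the other side, $xh_n$ and $h_n'$ equal $\sqrt{n/2}\,h_{n-1}\pm\sqrt{(n+1)/2}\,h_{n+1}$ with the signs $+$ and $-$ respectively, and $h_n(x)^2\le(n+1)\sqrt\pi/2\le n+1$ by (7). So for $m=\alpha+\gamma$, the function $x^\alpha\partial_x^\gamma h_n$ is a sum of at most $2^m$ terms, each bounded by $(n+m)^{m/2}(n+m+1)^{1/2}$. Hence all the series $\sum_nc_n(-in)^je^{-in\theta}x^\alpha\partial_x^\gamma h_n$ converge absolutely and uniformly in $(\theta,x)$. So $\psi_\theta(x)$ is smooth in $(\theta,x)$, Schwartz in $x$, and may be differentiated termwise. The same holds with $F$ replaced by $E(z)=e^{sz^2/2+\beta z}$.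

**Step 4: the Gaussian factor.** Let $e_\theta$ be the wavefunction of the state with Bargmann function $E(e^{-i\theta}z)=e^{s_\theta z^2/2+\beta_\theta z}$. The operator $\frac d{dz}-s_\theta z-\beta_\theta$ annihilates this function, so $(\hat a-s_\theta\hat a^\dagger-\beta_\theta)e_\theta=0$. In the position representation,
$$(1+s_\theta)e_\theta'+(1-s_\theta)x\,e_\theta=\sqrt2\,\beta_\theta e_\theta,\qquad\text{i.e.}\qquad e_\theta'=(-\tau_\theta x+b_\theta)e_\theta .$$
Hence $e_\theta(x)=C(\theta)e^{g_\theta(x)}$ with $C(\theta)=e_\theta(0)$. This is smooth and $2\pi$-periodic, and it is never zero because $e_\theta\ne0$.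

**Step 5: the polynomial factor.** The state $\psi_\theta$ has Bargmann function $P(e^{-i\theta}z)e^{s_\theta z^2/2+\beta_\theta z}$, so $\psi_\theta=P(e^{-i\theta}\hat a^\dagger)e_\theta$. For a polynomial $R$,
$$\hat a^\dagger\big(Re^{g_\theta}\big)=\tfrac1{\sqrt2}\big[xR-R'-g_\theta'R\big]e^{g_\theta}=\tfrac1{\sqrt2}\big[((1+\tau_\theta)x-b_\theta)R-R'\big]e^{g_\theta}.$$
Since $1+\tau_\theta=2/(1+s_\theta)\neq0$, each application raises the degree by exactly one and multiplies the leading coefficient by $(1+\tau_\theta)/\sqrt2$. This gives (11) with the stated leading coefficient. $\square$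

If $r=0$, then $\psi_0(x)=Q_0e^{g_0(x)}$ with $Q_0$ a nonzero constant and $\operatorname{Re}\tau_0>0$, so $\psi$ is Gaussian. What is left of Theorem 1 is to show that when $r\ge1$ some $Q_\theta$ has a real root.

## 7. What parity and counting settle, and where they stop

By (10), $s_{\theta+\pi}=s_\theta$ and $b_{\theta+\pi}=-b_\theta$, so $g_{\theta+\pi}(x)=g_\theta(-x)$, and (2) becomes
$$Q_{\theta+\pi}(x)=Q_\theta(-x).\tag{13}$$
Suppose that no $Q_\theta$ has a real root. Let $k_\pm$ be the number of roots of $Q_\theta$, with multiplicity, in the open upper and lower half-planes. They are locally constant in $\theta$: small disjoint discs around the roots of $Q_{\theta_0}$, not meeting $\mathbb R$, keep their root counts for nearby $\theta$ by Hurwitz, and the constant degree leaves no other roots. So $k_\pm$ are constant. By (13), the upper roots at $\theta+\pi$ are the negatives of the lower roots at $\theta$. Hence $k_+=k_-$, and $r$ is even. **Odd rank is excluded.**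

For even $r$ one could try to push the counting further, for instance by comparing $N(x)$ at $x=0$ and at large $x$. For $c_0|0\rangle+c_2|2\rangle$, the equation $G(w,x)=0$ reads $(1-2x^2)w^2=\lambda$. If $|\lambda|<1$ there are two zeros in the disc at $x=0$ and two at large $x$, so the endpoints show no contradiction, although real zeros do occur in between, where $|1-2x^2|=|\lambda|$.

No refinement of this kind can work on its own. Consider the family
$$\phi_\theta(x)=e^{-2i\theta}(x^2+1)e^{-x^2/2}.$$
It is smooth, nowhere zero, and satisfies $\phi_{\theta+\pi}(x)=\phi_\theta(-x)$. It extends to the disc as $w^2(x^2+1)e^{-x^2/2}$, with two zeros for every $x$. With $w=z/x$ and divided by $h_0(x)$, it converges to a multiple of $z^2$, so the conclusion of Section 5 holds as well. It has one root in each half-plane for all $\theta$. Everything used so far, namely holomorphy in $w$, winding numbers, the large-$x$ limit, constant degree and reflection, is consistent with it. What it lacks is (1): $x^2+1$ contains both $h_0$ and $h_2$, and these should rotate at different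 rates. Said as a differential equation, since $\frac12(-\partial_x^2+x^2-1)h_n=nh_n$,
$$i\partial_\theta\psi_\theta=\tfrac12\big(-\partial_x^2+x^2-1\big)\psi_\theta ,\tag{14}$$
and $\phi$ does not satisfy (14). So we must use how the roots move.

## 8. Motion of the roots for finite superpositions

Take first $\psi=\sum_{n\le r}c_n|n\rangle$ with $c_r\ne0$. Here $s=\beta=0$, $\tau=1$, and $\psi_\theta=Q_\theta e^{-x^2/2}$. Since $\psi_\theta''=(Q''-2xQ'+(x^2-1)Q)e^{-x^2/2}$, (14) becomes
$$i\,\partial_\theta Q=xQ'-\tfrac12Q'' .$$
Assume, for this section only, that all roots $\xi_j(\theta)$ are simple. Differentiate $Q_\theta(\xi_j(\theta))=0$ and use $\frac{Q''}{Q'}(\xi_j)=2\sum_{m\ne j}\frac1{\xi_j-\xi_m}$: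
$$\dot\xi_j=-\frac{\partial_\theta Q}{Q'}(\xi_j)=i\,\xi_j-i\sum_{m\ne j}\frac1{\xi_j-\xi_m}.$$
As a check, in the example of Section 1 the roots are $\pm x_1$ with $2x_1^2=1-\lambda e^{2i\theta}$. The law says $\dot x_1=ix_1-\frac{i}{2x_1}$, i.e. $2x_1\dot x_1=2ix_1^2-i=-i\lambda e^{2i\theta}$, which is indeed the derivative of $x_1^2$.

Suppose no root is ever real. Let $x_1,\dots,x_k$ be the upper roots and $y_1,\dots,y_k$ the lower ones, where $r=2k$. Sum the law over the upper roots only. The terms $\frac1{x_j-x_m}$ cancel in pairs, and only the interaction with the lower roots survives. With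
$$A=\sum_jx_j,\qquad B=\sum_ly_l,\qquad D=A-B,\qquad S=\sum_{j,l}\frac1{x_j-y_l}$$
we get $\dot A=iA-iS$, and similarly $\dot B=iB+iS$, so
$$\dot D=iD-2iS .$$
Every difference $x_j-y_l$ has positive imaginary part, so its inverse has negative imaginary part. Hence $\operatorname{Im}D>0$ and $\operatorname{Im}S<0$, and
$$\frac{d}{d\theta}\operatorname{Re}D=-\operatorname{Im}D+2\operatorname{Im}S<0 .$$
But reflection gives $A(\theta+\pi)=-B(\theta)$ and $B(\theta+\pi)=-A(\theta)$, so $D$ is $\pi$-periodic, and a strictly decreasing function cannot be periodic. This is the contradiction that counting did not give.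

Two things are missing for the general case. Roots may collide, so individual roots need not be differentiable. And with a squeezed envelope $\tau$ is complex. We shall find $\dot D=i\tau D-2iS$; writing $\tau=\omega+i\eta$, the derivative of $\operatorname{Re}D$ is then $-\omega\operatorname{Im}D-\eta\operatorname{Re}D+2\operatorname{Im}S$, and the term $-\eta\operatorname{Re}D$ has no definite sign. Residues will deal with the first difficulty and a weight $\sqrt{\omega}$ with the second.

## 9. The weighted root identity, and the proof of Theorem 1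

**Lemma 5.** If $\psi$ has finite stellar rank $r\ge1$, then $\psi_\theta(x)=0$ for some $\theta$ and some real $x$.

*Proof.* Suppose not; then no $Q_\theta$ in (11) has a real root, and by Section 7, $k_+=k_-=:k\ge1$ and $r=2k$. Define $x_j,y_l,A,B,D,S$ as in Section 8, now with multiplicities. As there, (13) shows that $D$ is $\pi$-periodic, and
$$\operatorname{Im}D>0,\qquad\operatorname{Im}S<0\qquad\text{for all }\theta .\tag{15}$$

**Step 1: regularity in $\theta$ without simple roots.** Write $Q_\theta=\ell(\theta)U_\theta V_\theta$ with $U=\prod_j(x-x_j)$ and $V=\prod_l(x-y_l)$; $\ell$ is smooth and nonzero by Lemma 4. Near a given $\theta_0$ let $\Gamma$ be a union of small circles in the upper half-plane around the upper roots of $Q_{\theta_0}$. For $\theta$ near $\theta_0$, $\Gamma$ encloses exactly the upper roots, and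
$$\sum_jx_j^m=\frac1{2\pi i}\oint_\Gamma x^m\frac{Q_\theta'}{Q_\theta}\,dx$$
is smooth in $\theta$. By Newton's identities the coefficients of $U$ are smooth, and in particular so is $A$. The same holds for $V$ and $B$ with contours in the lower half-plane. Finally $S=\sum_j\frac{V'}V(x_j)=\frac1{2\pi i}\oint_\Gamma\frac{U'}U\frac{V'}V\,dx$ is continuous.

**Step 2: turn (14) into an identity of rational functions.** Insert $\psi_\theta=\ell UVe^{g}$ into (14) and divide by $\psi_\theta$, which is nonzero for real $x$. With dots for $\partial_\theta$ and primes for $\partial_x$,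
$$i\Big[\frac{\dot\ell}\ell+\frac{\dot U}U+\frac{\dot V}V+\dot g\Big]=-\frac12\Big[\frac{U''}U+2\frac{U'}U\frac{V'}V+\frac{V''}V+2g'\Big(\frac{U'}U+\frac{V'}V\Big)+g''+g'^2\Big]+\frac{x^2-1}2 .\tag{16}$$
Both sides are rational in $x$ and agree on $\mathbb R$, so they agree on $\mathbb C$.

**Step 3: sum the residues of (16) over the upper half-plane.** This replaces "sum the law over the upper roots". All poles there are roots of $U$, and for a polynomial $p$ of degree at most $k-1$ the sum of the residues of $p/U$ is the coefficient of $x^{k-1}$ in $p$, as one sees from a large circle. The contributions are: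

- $\dot U/U$ gives $-\dot A$, because $U=x^k-Ax^{k-1}+\cdots$ is monic;
- $U''/U$ gives $0$, because $U''$ has degree at most $k-2$ (this is the pairwise cancellation of Section 8, now valid for multiple roots);
- $\frac{U'}U\frac{V'}V$ gives $\sum_j\frac{V'}V(x_j)=S$, because $U'/U$ has simple poles with the multiplicities as residues and $V'/V$ is regular there;
- $g'\frac{U'}U$ gives $\sum_jg'(x_j)=-\tau A+kb$, because $g'(x)=-\tau x+b$;
- all other terms are regular in the upper half-plane.

So (16) yields $-i\dot A=-S+\tau A-kb$. In the lower half-plane the roles of $U$ and $V$ are exchanged, and the mixed term gives $\sum_l\frac{U'}U(y_l)=\sum_{j,l}\frac1{y_l-x_j}=-S$, so $-i\dot B=S+\tau B-kb$. Subtract and multiply by $i$: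
$$\dot D=i\tau D-2iS .\tag{17}$$

**Step 4: how the envelope moves.** From $\dot s_\theta=-2is_\theta$ and $\frac{d\tau}{ds}=-\frac2{(1+s)^2}$,
$$i\dot\tau=\frac{-4s_\theta}{(1+s_\theta)^2}=\frac{(1-s_\theta)^2-(1+s_\theta)^2}{(1+s_\theta)^2}=\tau^2-1 .$$
With $\tau=\omega+i\eta$, the imaginary part is
$$\dot\omega=2\omega\eta .\tag{18}$$

**Step 5: the weight $\sqrt\omega$ removes the indefinite term.** Since $\omega>0$, (18) gives $\frac{d}{d\theta}\sqrt\omega=\eta\sqrt\omega$. Together with (17) and $i\tau D=i\omega D-\eta D$,
$$\frac{d}{d\theta}\big(\sqrt\omega\,D\big)=\sqrt\omega\,\big(\eta D+i\omega D-\eta D-2iS\big)=i\,\omega^{3/2}D-2i\sqrt\omega\,S .\tag{19}$$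

**Step 6: integrate over a period.** By (10), $\omega$ depends on $\theta$ only through $e^{-2i\theta}$, so it is $\pi$-periodic, and so is $D$. Integrating (19) over $[0,\pi]$,
$$\int_0^\pi\omega^{3/2}D\,d\theta=2\int_0^\pi\sqrt\omega\,S\,d\theta .$$
By (15) the left side has strictly positive imaginary part and the right side strictly negative imaginary part, a contradiction. (Equivalently, $\sqrt\omega\operatorname{Re}D$ would be both strictly decreasing and periodic.) $\square$

**Proof of Theorem 1.** Let $\psi$ be energy-bounded with $\psi_\theta(x)\neq0$ for all $\theta,x$. Lemma 1 gives $(*)$. Lemma 3, with any $X$, shows that the stellar rank $r$ is finite. Lemma 4 gives (11), and Lemma 5 excludes $r\ge1$. So $r=0$, and by the end of Section 6 $\psi$ is Gaussian. $\blacksquare$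

## 10. Joint continuity, winding numbers, and the proof of Theorem 2

**Step 1: (J) implies $(*)$.** We recover $G$ from its boundary values. Assume (J) and fix $n\in\mathbb Z$. The function
$$k_n(x)=\frac1{2\pi}\int_0^{2\pi}f(\theta,x)e^{in\theta}\,d\theta$$
is continuous. For $\varphi\in C_c(\mathbb R)$, Fubini gives
$$\int k_n\varphi\,dx=\frac1{2\pi}\int_0^{2\pi}e^{in\theta}\sum_{m\ge0}c_me^{-im\theta}\Big(\int h_m\varphi\,dx\Big)d\theta .$$
The sum converges absolutely and uniformly, since $\sum_m|c_m||\int h_m\varphi|\le\|\psi\|\|\varphi\|$ by Cauchy–Schwarz and Bessel. So the right side is $c_n\int h_n\varphi$ for $n\ge0$ and $0$ for $n<0$. Hence $k_n=c_nh_n$ ($n\ge0$) and $k_n=0$ ($n<0$) a.e., and, by continuity, everywhere.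

So for fixed $x$ the function $t\mapsto f(-t,x)$ has Fourier coefficients $c_nh_n(x)$ for $n\ge0$ and none for $n<0$. Its Poisson integral at $w=\rho e^{it}$ is $\sum_{n\ge0}c_nh_n(x)w^n=G(w,x)$. Therefore $G(\cdot,x)$ extends continuously to $|w|\le1$ with $G(e^{-i\theta},x)=f(\theta,x)$. For joint continuity, apply the maximum principle to the difference:
$$\sup_{|w|\le1}|G(w,x)-G(w,x')|\le\sup_\theta|f(\theta,x)-f(\theta,x')|\to0\qquad(x'\to x),$$
the last by joint continuity of $f$ and compactness in $\theta$. Together with continuity of $G(\cdot,x)$ this gives $(*)$. Lemmas 2–5 use only $(*)$ or less; the bound (7) that enters Lemma 4 does not involve $\psi$. So Theorem 1 holds under (J).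

**Step 2: the moment condition implies (J).** Let $\sigma>1/2$ and $\sum_n(n+1)^\sigma|c_n|^2<\infty$. The substitution $u=e^{-t}$ gives $\int_0^1u^n(\log\frac1u)^{\sigma-1}du=\Gamma(\sigma)(n+1)^{-\sigma}$. So by (5)
$$\sum_n\frac{h_n(x)^2}{(n+1)^\sigma}=\frac1{\Gamma(\sigma)}\int_0^1\Big(\log\frac1u\Big)^{\sigma-1}\sum_nu^nh_n(x)^2\,du\le\frac1{\Gamma(\sigma)\sqrt\pi}\int_0^1\frac{(\log\frac1u)^{\sigma-1}}{\sqrt{1-u^2}}\,du .$$
Near $u=1$ the integrand behaves like a constant times $(1-u)^{\sigma-3/2}$, which is integrable exactly because $\sigma>1/2$; near $u=0$ a power of the logarithm is harmless. So the integral is finite. The Cauchy–Schwarz argument of Lemma 1, with weights $(n+1)^{\pm\sigma}$, shows that the series (1) converges uniformly in $(\theta,x)$, and its sum is the required $f$.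

**Step 3: infinite rank implies that $Z$ is unbounded in both directions.** If for some $X$ the set $Z$ had no points with $x\ge X$, Lemma 3 would give finitely many zeros of $F$. So for infinite rank $Z$ has points with $x\to+\infty$. By (2), if $(\theta,x)\in Z$ then $(\theta+\pi \bmod 2\pi,-x)\in Z$, so it also has points with $x\to-\infty$. In particular $Z$ is infinite.

**Step 4: finite rank implies that $Z$ is bounded.** Let $r<\infty$. Then (11) holds, and $Q_\theta e^{g_\theta}$ is the continuous representative of $\psi_\theta$. By Lemma 4 and periodicity, the leading coefficient of $Q_\theta$ is bounded away from $0$ and the other coefficients are bounded, uniformly in $\theta$. So all roots of all $Q_\theta$ lie in one fixed disc, and $Z$ is bounded.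

**Step 5: the winding number at large $|x|$.** Uniformly in $\theta$, as $|x|\to\infty$,
$$\psi_\theta(x)=C(\theta)\,p_r\,e^{-ir\theta}\Big(\frac{1+\tau_\theta}{\sqrt2}\Big)^rx^r\,e^{g_\theta(x)}\,(1+o(1)).$$
So for large $|x|$ the loop avoids $0$, and we add the winding numbers of the factors over $\theta\in[0,2\pi]$. The constants $p_r$ and $x^r$ have winding $0$. The factor $1+o(1)$ stays in the right half-plane and has winding $0$. The factor $e^{g_\theta(x)}$ has winding $0$ because $g_\theta(x)$ is $2\pi$-periodic in $\theta$. The factor $1+\tau_\theta=2/(1+s_\theta)$ has winding $0$ because $|s_\theta|=|s|<1$ keeps $1+s_\theta$ in the right half-plane. The factor $e^{-ir\theta}$ has winding $-r$. It remains to treat $C$. By Step 3 of Lemma 4, (14) holds for $e_\theta=C(\theta)e^{g_\theta}$. At $x=0$ we have $e_\theta''(0)=C(b_\theta^2-\tau_\theta)$, so $i\dot C=\frac12\big(-(b_\theta^2-\tau_\theta)-1\big)C$, that is,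
$$\frac{\dot C}C=\frac i2\big(b_\theta^2-\tau_\theta+1\big)=\frac i2\Big(\frac{2\beta^2e^{-2i\theta}}{(1+s_\theta)^2}+\frac{2s_\theta}{1+s_\theta}\Big).$$
Since $s_\theta=se^{-2i\theta}$ with $|s|<1$, this is a uniformly convergent power series in $e^{-2i\theta}$ without constant term. Its mean over $[0,2\pi]$ vanishes, so $C$ has winding $\frac1{2\pi i}\int_0^{2\pi}\frac{\dot C}C\,d\theta=0$. The total is $-r$.

**Step 6: Gaussian is the same as rank $0$.** If $r=0$, then $\psi_\theta=C(\theta)p_0e^{g_\theta}$, so $\psi$ is Gaussian and $Z=\emptyset$. Conversely, let $\psi_0(x)=Ce^{-ax^2+bx}$ with $\operatorname{Re}a>0$, and put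
$$s=\frac{1-2a}{1+2a},\qquad\beta=\frac{b(1+s)}{\sqrt2}.$$
Then $|s|<1$, because $\operatorname{Re}a>0$ makes $|1-2a|<|1+2a|$. Also $\frac{1-s}{1+s}=2a$ and $\frac{\sqrt2\beta}{1+s}=b$. By Step 4 of Lemma 4 at $\theta=0$, the state with Bargmann function $e^{sz^2/2+\beta z}$ has a wavefunction proportional to $e^{-ax^2+bx}$, so $F$ is a nonzero multiple of $e^{sz^2/2+\beta z}$. It has no zeros, and $r=0$.

**Step 7: the three cases.** If $r=0$, then $Z=\emptyset$ (Step 6). If $1\le r<\infty$, then $Z\ne\emptyset$ by Lemma 5, $Z$ is bounded by Step 4, and the winding number is $-r$ by Step 5. If $r=\infty$, then $Z$ is unbounded in both directions by Step 3. The three cases for $r$ are mutually exclusive and exhaust all possibilities, and so do the three cases "empty", "nonempty and bounded", "unbounded" for $Z$. So each implication is an equivalence, and with Step 6 the first item reads as stated. $\blacksquare$
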